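\title{Crowded intervals in the spectrum of the quantum Rabi model: a disproof of the $G$-conjecture}

\begin{abstract}
The $G$-conjecture for the quantum Rabi model $a^\dagger a+\Delta\sigma_z+g\sigma_x(a^\dagger+a)$ asserts that, after a shift by $g^2$, every interval $[n,n+1)$, $n\ge0$, contains at most two eigenvalues of a given parity, and that neither two intervals with two eigenvalues nor two empty intervals are adjacent. We show that the conjecture is false: it fails for $g=e^{40}$, $\Delta=e^{80}$, and along $g^2=c\Delta$ with $c\ge1$ fixed the largest number of eigenvalues of either parity in one interval grows at least like a multiple of $\log\Delta$. The cause is the logarithmic singularity of the classical density of states at a saddle of the lower energy branch; it is transferred to the spectrum by coherent-state inequalities for Riesz means. We also prove that the conjecture holds for all $g>0$ when $0<\Delta\le1$, and that for every fixed $(g,\Delta)$ its assertions hold for all sufficiently large $n$.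
\end{abstract}

\section{The conjecture and the results}

\subsection{The model and its parity sectors}

On $L^2(\mathbb R,dq)$ let $a=(q+d/dq)/\sqrt2$ and $a^\dagger=(q-d/dq)/\sqrt2$, and let $|k\rangle$, $k\ge0$, be the orthonormal basis of Hermite functions, so that $a|k\rangle=\sqrt k\,|k-1\rangle$, $a^\dagger|k\rangle=\sqrt{k+1}\,|k+1\rangle$ and $a^\dagger a|k\rangle=k|k\rangle$. The quantum Rabi model couples this oscillator to a two-level system. It is the operator on $L^2(\mathbb R)\otimes\mathbb C^2$
\[
H_{\mathrm{Rabi}}=a^\dagger a+\Delta\,\sigma_z+g\,\sigma_x\,(a^\dagger+a),\qquad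
\sigma_x=\begin{pmatrix}0&1\\1&0\end{pmatrix},\quad \sigma_z=\begin{pmatrix}1&0\\0&-1\end{pmatrix},
\]
with real parameters $g>0$ and $\Delta>0$. Since $\|a\psi\|^2\le\|\psi\|\,\|a^\dagger a\psi\|$ and $\|a^\dagger\psi\|^2=\|a\psi\|^2+\|\psi\|^2$, the coupling is infinitesimally bounded with respect to $a^\dagger a$, and $H_{\mathrm{Rabi}}$ is self-adjoint on $\operatorname{dom}(a^\dagger a)\otimes\mathbb C^2$. We work with $H=H_{\mathrm{Rabi}}+g^2$, whose eigenvalues $x=\lambda+g^2$ are the \emph{normalized} eigenvalues of the model.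

Let $J=(-1)^{a^\dagger a}$. Both $J$ and $\sigma_z$ change the sign of the coupling under conjugation, so the parity $\Pi=\sigma_zJ$ commutes with $H$, and the space splits into the eigenspaces $\mathcal H_\pm$ of $\Pi$. Each of them is a copy of $L^2(\mathbb R)$. Indeed, let $\sigma=\pm1$. A vector $\psi=(\psi_\uparrow,\psi_\downarrow)$ lies in $\mathcal H_\sigma$ exactly when $J\psi_\uparrow=\sigma\psi_\uparrow$ and $J\psi_\downarrow=-\sigma\psi_\downarrow$, so $\psi\mapsto f=\psi_\uparrow+\psi_\downarrow$ is unitary from $\mathcal H_\sigma$ onto $L^2(\mathbb R)$. Under this map $\sigma_z\psi$ goes to $\psi_\uparrow-\psi_\downarrow=\sigma Jf$, and $\sigma_x(a+a^\dagger)\psi$ goes to $(a+a^\dagger)f$. Completing the square,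
\begin{equation}\label{eq:sector}
H|_{\mathcal H_\sigma}\;\cong\; H_\sigma:=A+\sigma\Delta J,\qquad A=b^\dagger b,\quad b=a+g .
\end{equation}
For real $\beta$ let $D(\beta)=e^{\beta(a^\dagger-a)}$; this is the translation $f(q)\mapsto f(q-\sqrt2\,\beta)$, and $D(-\beta)aD(\beta)=a+\beta$. Hence $A=D(-g)\,a^\dagger a\,D(g)$ has the simple eigenvalues $0,1,2,\dots$ with eigenvectors $e_k=D(-g)|k\rangle$. This is the reason for the shift by $g^2$: each $H_\sigma$ is a perturbation of norm $\Delta$ of an operator with spectrum $\mathbb Z_{\ge0}$. In particular $H_\sigma$ has discrete spectrum $x_0^\sigma\le x_1^\sigma\le\cdots$. These eigenvalues are simple, because the coefficients of an eigenvector $f=\sum f_k|k\rangle$ obey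
\[
g\sqrt{k+1}\,f_{k+1}=\bigl(x-g^2-k-\sigma\Delta(-1)^k\bigr)f_k-g\sqrt k\,f_{k-1}
\]
and are therefore determined by $f_0$.

\subsection{The $G$-conjecture}

The normalized eigenvalues of parity $\pm$ are the roots of Braak's function $G_\pm(x)$, whose poles lie at the non-negative integers. We shall not use $G_\pm$, but it singles out the quantity of interest, the number of eigenvalues between consecutive poles:
\[
\nu_\sigma(n)=\#\{k: x^\sigma_k\in[n,n+1)\},\qquad n\in\mathbb Z_{\ge0}.
\]
Normalized eigenvalues below $0$ are not counted. We take the following statement from \cite{BNRW}.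

\medskip\noindent\textbf{The $G$-conjecture} (Braak). \emph{For all $g,\Delta>0$, both parities $\sigma$ and all $n\ge0$:}
\begin{itemize}
\item[(G1)] $\nu_\sigma(n)\in\{0,1,2\}$;
\item[(G2)] $\nu_\sigma(n)$ \emph{and} $\nu_\sigma(n+1)$ \emph{are not both equal to} $2$;
\item[(G3)] $\nu_\sigma(n)$ \emph{and} $\nu_\sigma(n+1)$ \emph{are not both equal to} $0$.
\end{itemize}

By \eqref{eq:sector} the eigenvalue $x_k^\sigma$ stays within $\Delta$ of $k$, so on average there is one eigenvalue per interval. The conjecture says that the local deviations from this average are small, however large $\Delta$ is. Both solvable limits agree with it. For $\Delta=0$ we have $x_k^\sigma=k$ and $\nu_\sigma\equiv1$. For $g=0$ the operator $H_\sigma$ is diagonal with entries $k+\sigma\Delta(-1)^k$, which form two arithmetic progressions of step $2$, one of them shifted down by $\Delta$ and the other up by $\Delta$. A window $[n,n+2)$ with $n\ge0$ contains at most one point of each. It contains exactly one point of the progression shifted down, which is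 $\{2m-\Delta\}_{m\ge0}$ or $\{2m+1-\Delta\}_{m\ge0}$ and so includes every non-negative point of its residue class modulo $2$. Thus $\nu_\sigma(n)+\nu_\sigma(n+1)\in\{1,2\}$, and (G1)--(G3) hold for every $\Delta$. One would guess that the picture persists in between. It does when $\Delta$ is small or $n$ is large, and it breaks down when $g^2$ and $\Delta$ are both large and comparable.

\subsection{Results}

Let $M_\sigma(g,\Delta)=\sup_{n\ge0}\nu_\sigma(n)$.

\begin{theorem}\label{thm:counter}
For $g=e^{40}$ and $\Delta=e^{80}$ there are an integer $n\ge0$ and a parity $\sigma$ such that $[n,n+1)$ contains at least three normalized eigenvalues of parity $\sigma$. The $G$-conjecture is false.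
\end{theorem}

\begin{theorem}\label{thm:unbounded}
If $\Delta\ge64$ and $\Delta\le g^2\le\Delta^2/64$, then for both parities $\sigma$
\[
M_\sigma(g,\Delta)\ \ge\ \frac{\sqrt\Delta}{4\pi\,(g+3)}\,\log\frac{\Delta}{8g}\;-\;8 .
\]
In particular, for every fixed $c\ge1$, along $g^2=c\Delta$, $\Delta\to\infty$, both $M_+$ and $M_-$ tend to infinity at least like $\frac1{8\pi\sqrt c}\log\Delta$, and \textup{(G1)} fails with $2$ replaced by any universal constant.
\end{theorem}

\begin{theorem}\label{thm:small}
If $0<\Delta\le1$, the $G$-conjecture holds for every $g>0$ and both parities.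
\end{theorem}

\begin{theorem}\label{thm:large}
For every $g,\Delta>0$ there is $n_0(g,\Delta)$ such that \textup{(G1)--(G3)} hold for both parities and all $n\ge n_0$.
\end{theorem}

The conjecture is refuted through (G1). We do not decide whether (G3) alone holds for all parameters, and we do not claim an example with exactly two eigenvalues in each of two adjacent intervals. A reader who prefers not to count eigenvalues lying exactly on a pole $x=n$ loses at most one eigenvalue per interval and parity, by simplicity, and the counts in Theorem~\ref{thm:unbounded} remain unbounded.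

Section~\ref{sec:idea} explains the mechanism behind Theorems~\ref{thm:counter} and~\ref{thm:unbounded} on two elementary models; Sections~\ref{sec:BL}--\ref{sec:disproof} carry out the proof. Section~\ref{sec:positive}, which proves Theorems~\ref{thm:small} and~\ref{thm:large}, uses only \eqref{eq:sector}.

\section{The classical energy surface and its saddle}\label{sec:idea}

\subsection{Coherent states and the symbol of $H$}

For $z=u+iv\in\mathbb C$ the coherent state $|z\rangle=e^{-|z|^2/2}\sum_kz^k(k!)^{-1/2}|k\rangle$ is a unit vector with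
\begin{equation}\label{eq:coh}
a|z\rangle=z|z\rangle,\qquad \langle z|z'\rangle=e^{-|z|^2/2-|z'|^2/2+\bar zz'},\qquad \int_{\mathbb C}|z\rangle\langle z|\,\frac{d^2z}{\pi}=1 ,
\end{equation}
where $d^2z=du\,dv$ and the last identity holds in the weak sense. The expectation of $H$ in $|z\rangle$ is the $2\times2$ matrix
\[
h(z)=\langle z|H|z\rangle=|z|^2+g^2+\Delta\sigma_z+2gu\,\sigma_x,
\]
with eigenvalues
\[
E_\pm(z)=|z|^2+g^2\pm\sqrt{\Delta^2+4g^2u^2}
\]
and orthonormal eigenvectors $\chi_+=(\cos\frac\theta2,\sin\frac\theta2)$, $\chi_-=(-\sin\frac\theta2,\cos\frac\theta2)$, where $\theta=\arctan(2gu/\Delta)$. These are the two classical energy branches. By \eqref{eq:coh} a state occupies area $\pi$ in the $z$-plane, so one expects the number of eigenvalues below $x$ to be close to $\frac1\pi\sum_\pm|\{E_\pm<x\}|$, and the number of eigenvalues per unit energy to be close to the derivative of this function, the classical density of states. For $\Delta=0$ the two branches together form the two paraboloids $|z\pm g|^2$, and the density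 is $2$, one for each parity, as it should be.

Put $c=g^2/\Delta$. Then $E_\pm(\sqrt\Delta\,\zeta)=\Delta\bigl(|\zeta|^2+c\pm\sqrt{1+4c(\operatorname{Re}\zeta)^2}\bigr)$. At fixed $c$, areas and energies both scale with $\Delta$, so the classical density is a fixed function of $x/\Delta$, and for large $\Delta$ a unit interval probes this function near a single point. Many eigenvalues in a unit interval should therefore be sought where the function is infinite. Write
\begin{equation}\label{eq:F}
E_-(z)=\mu_s+v^2-F(u),\qquad \mu_s=g^2-\Delta,\qquad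
F(u)=\frac{4c\Delta\,u^2}{\sqrt{\Delta^2+4c\Delta u^2}+\Delta}-u^2 ,
\end{equation}
which follows from $\sqrt{\Delta^2+y}-\Delta=y/(\sqrt{\Delta^2+y}+\Delta)$. One reads off $F(u)\le(2c-1)u^2$, with asymptotic equality as $u\to0$. For $c\le\frac12$ the origin is thus the minimum of $E_-$, and for $c>\frac12$ it is a saddle at the energy $\mu_s=(c-1)\Delta$ (Figure~\ref{fig:saddle}). The saddle lies in the range $x\ge0$ covered by the conjecture exactly when $c\ge1$.

\begin{figure}[ht]
\centering
\begin{tikzpicture}[scale=2.3]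
\draw[->,gray] (-1.85,0)--(1.9,0) node[right,black]{$u/\sqrt\Delta$};
\draw[->,gray] (0,-0.85)--(0,0.9) node[above,black]{$v/\sqrt\Delta$};
\foreach \s in {1,-1}{
\draw[very thick,domain=-1.4142:1.4142,samples=141] plot(\x,{\s*(\x)*sqrt(max(4/(sqrt(1+4*(\x)*(\x))+1)-1,0))});
\draw[domain=-1.6322:1.6322,samples=161] plot(\x,{\s*sqrt(max(sqrt(1+4*(\x)*(\x))-0.75-(\x)*(\x),0))});
\draw[dashed] ({\s*0.866},-0.82)--({\s*0.866},0.82);}
\end{tikzpicture}
\caption{Level curves of the lower classical branch $E_-$ for $g^2=\Delta$: the figure-eight $E_-=\mu_s$ through the saddle at $z=0$ (thick) and the curve $E_-=\mu_s+\Delta/4$ (thin). The region between them is widest near the saddle, where the gradient of $E_-$ vanishes; this excess of area is the excess of eigenvalues. Only area inside the strip $|u|\le\sqrt{3\Delta/4}$ (dashed) is counted in the proof.}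
\label{fig:saddle}
\end{figure}

\subsection{Two model computations}

\begin{example}[a saddle crowds the levels]\label{ex:saddle}
Near a minimum $u^2+v^2$ the set $\{u^2+v^2<s\}$ has area $\pi s$ and the density is $1$. Near a saddle $v^2-\kappa u^2$, cut off at $|u|\le L$, the set $\{0<v^2-\kappa u^2<s\}$ has area $\int_{-L}^L2(\sqrt{s+\kappa u^2}-\sqrt\kappa\,|u|)\,du$, and the density at energy $s>0$ is
\[
\frac1\pi\int_{-L}^{L}\frac{du}{\sqrt{s+\kappa u^2}}=\frac{2}{\pi\sqrt\kappa}\operatorname{arsinh}\Bigl(L\sqrt{\kappa/s}\Bigr)\ \ge\ \frac1{\pi\sqrt\kappa}\log\frac{4\kappa L^2}{s},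
\]
since $\operatorname{arsinh}y\ge\log2y$. For $E_-$ one has $\kappa=2c-1$, and by \eqref{eq:F} the quadratic approximation is good up to constant factors for $u^2\lesssim\Delta/c$. So the density at energy $\mu_s+s$ should be of order $c^{-1/2}\log(\Delta/s)$.
\end{example}

To make this rigorous one does not need to resolve unit intervals. If the density averaged over a long window exceeds $4$, some unit interval in the window holds more than four eigenvalues, and three of them have the same parity. The price is that the logarithm is cut off at the length of the window. How short the window may be depends on the tool that compares spectrum and phase space. The tool is Jensen's inequality, which requires convex functions. We therefore work with the Riesz means and their classical counterpart,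
\[
R_\sigma(\mu)=\sum_k(\mu-x^\sigma_k)_+,\qquad R=R_++R_-,\qquad \Phi(\mu)=\int\sum_{j=\pm}\bigl(\mu-E_j(z)\bigr)_+\frac{d^2z}{\pi},
\]
where $t_+=\max(t,0)$; all are finite because $x_k^\sigma\to\infty$ and $E_\pm(z)\to\infty$. A window is produced from them by a second difference: for $w>0$,
\begin{equation}\label{eq:tent}
\tau(x):=(w-|x-\mu|)_+=(\mu+w-x)_+-2(\mu-x)_++(\mu-w-x)_+ .
\end{equation}
The right side equals $0$, $w-\mu+x$, $\mu+w-x$, $0$ on the four intervals cut out by $\mu-w,\mu,\mu+w$, which proves the identity. The tent $\tau$ has height $w$ and integral $w^2$.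

\begin{example}[what a Riesz-mean sandwich can see]\label{ex:osc}
Take $a^\dagger a$ alone, with symbol $|z|^2$. Then $\Phi_0(\mu)=\int_0^\infty(\mu-s)_+\,ds=\mu^2/2$ for $\mu\ge0$, while $R_0(m)=\sum_k(m-k)_+=m(m+1)/2$ for integers $m\ge0$. Thus $\Phi_0(m)\le R_0(m)\le\Phi_0(m+1)$. Suppose this sandwich is all we know. For integers $\mu\ge w\ge1$, \eqref{eq:tent} gives
\[
\sum_k\tau(k)\ \ge\ \Phi_0(\mu+w)-2\Phi_0(\mu+1)+\Phi_0(\mu-w)=w^2-(2\mu+1),
\]
whereas the true value is $w+2\bigl(1+\dots+(w-1)\bigr)=w^2$. The loss $2(\Phi_0(\mu+1)-\Phi_0(\mu))$ is about twice the number $\mu=\frac1\pi|\{|z|^2<\mu\}|$ of states below the window. The sandwich determines the averaged density $w^{-2}\sum\tau$ up to a bounded error once $w^2$ is comparable to that number.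
\end{example}

The same sandwich holds for $H$ (Lemma~\ref{lem:BL}). Below the saddle there are $O(g^2)$ states, so we take $w\approx g$. By Example~\ref{ex:saddle} the averaged density is then of order $c^{-1/2}\log(\Delta/g)=(\sqrt\Delta/g)\log(\Delta/g)$, to be compared with a bounded error. This is the shape of the bound in Theorem~\ref{thm:unbounded}, and the slow growth of the logarithm accounts for the size of the parameters in Theorem~\ref{thm:counter}.

\section{Coherent-state bounds for the Riesz means}\label{sec:BL}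

Write $\xi_j(z)=|z\rangle\otimes\chi_j(z)$, $j=\pm$. These unit vectors lie in $\operatorname{dom}H$, satisfy $\langle\xi_j,H\xi_j\rangle=E_j(z)$, and by \eqref{eq:coh} resolve the identity: $\int\sum_j|\xi_j\rangle\langle\xi_j|\,d^2z/\pi=1$. Consequently $\operatorname{Tr}T=\int\sum_j\langle\xi_j,T\xi_j\rangle\,d^2z/\pi$ for every positive operator $T$ of finite rank.

A lower bound on $R$ comes from testing $H$ on the $\xi_j$. An upper bound requires the converse, a representation of $H$ as a superposition of the projections $|\xi_j\rangle\langle\xi_j|$. For $\psi\in\operatorname{dom}H$ let $\psi(z)=\langle z|\psi\rangle\in\mathbb C^2$. Since $\langle z|a^\dagger\psi\rangle=\bar z\,\psi(z)$, the resolution of the identity gives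
\[
\langle\psi,(a^\dagger a+1)\psi\rangle=\|a^\dagger\psi\|^2=\int|z|^2|\psi(z)|^2\frac{d^2z}\pi,\qquad
\langle\psi,\sigma_xa^\dagger\psi\rangle=\int\bar z\,\langle\psi(z),\sigma_x\psi(z)\rangle\frac{d^2z}\pi .
\]
Adding to the second formula its complex conjugate replaces $a^\dagger$ by $a+a^\dagger$ and $\bar z$ by $2u$. Altogether,
\begin{equation}\label{eq:upper}
\langle\psi,H\psi\rangle=\int\bigl\langle\psi(z),(h(z)-1)\psi(z)\bigr\rangle\frac{d^2z}{\pi}=\int\sum_j\bigl(E_j(z)-1\bigr)\,|\langle\xi_j(z),\psi\rangle|^2\,\frac{d^2z}\pi .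
\end{equation}
The two symbols of $H$ differ only by the constant $1=[a,a^\dagger]$, independently of $g$ and $\Delta$.

\begin{lemma}[Berezin--Lieb inequalities]\label{lem:BL}
For all real $\mu$, $\ \Phi(\mu)\le R(\mu)\le\Phi(\mu+1)$.
\end{lemma}

\begin{proof}
Let $\varphi(x)=(\mu-x)_+$, a convex function; $\varphi(H)$ is positive of finite rank with trace $R(\mu)$. Jensen's inequality for the spectral measure of $H$ at the unit vector $\xi_j$ gives $\langle\xi_j,\varphi(H)\xi_j\rangle\ge\varphi(E_j(z))$, and integration yields $R(\mu)\ge\Phi(\mu)$.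

Let $(\psi_k)$ be an orthonormal basis of eigenvectors of $H$ with eigenvalues $x_k$. For each $k$, $|\langle\xi_j(z),\psi_k\rangle|^2\,d^2z/\pi$ is a probability measure on $\mathbb C\times\{\pm\}$, and by \eqref{eq:upper} the mean of $E_j(z)-1$ with respect to it is $x_k$. By Jensen's inequality, $\varphi(x_k)\le\int\sum_j\varphi(E_j-1)|\langle\xi_j,\psi_k\rangle|^2\,d^2z/\pi$. Summing over $k$ with $\sum_k|\langle\xi_j,\psi_k\rangle|^2=1$ gives $R(\mu)\le\int\sum_j(\mu+1-E_j)_+\,d^2z/\pi=\Phi(\mu+1)$.
\end{proof}

Lemma~\ref{lem:BL} does not distinguish the parities. To do so, note that $J|z\rangle=|{-z}\rangle$ and $\langle z|{-z}\rangle=e^{-2|z|^2}$: away from a disc of unit size at the origin, $\Pi\xi_j$ is almost orthogonal to $\xi_j$, so $\xi_j$ has half of its weight in each sector. Each parity then receives half of $\Phi$, up to an error produced near $z=0$.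

\begin{lemma}\label{lem:parity}
Let $\eta(\mu)=\frac12\bigl(|\mu-g^2|+\Delta\bigr)+\frac14+\frac g{\sqrt2}$. For both $\sigma$ and all real $\mu$,
\[
\tfrac12\Phi(\mu)-\eta(\mu)\ \le\ R_\sigma(\mu)\ \le\ \Phi(\mu+1)-\tfrac12\Phi(\mu)+\eta(\mu).
\]
\end{lemma}

\begin{proof}
Let $P=\frac12(1+\sigma\Pi)$ be the projection onto $\mathcal H_\sigma$; it commutes with $H$, and $R_\sigma(\mu)=\operatorname{Tr}P\varphi(H)P$ with $\varphi$ as above. Fix $z,j$, write $\xi=\xi_j(z)$, $\chi=\chi_j(z)$, and put $p=\|P\xi\|^2=\langle\xi,P\xi\rangle$ and $r=\langle P\xi,HP\xi\rangle=\langle\xi,HP\xi\rangle$. If $p>0$, Jensen's inequality at the unit vector $P\xi/\sqrt p$ gives $\langle P\xi,\varphi(H)P\xi\rangle\ge p\,\varphi(r/p)=(p\mu-r)_+$; if $p=0$ both sides vanish. Now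
\[
p\mu-r=\langle\xi,(\mu-H)P\xi\rangle=\tfrac12\bigl[\mu-E_j(z)+\sigma\beta\bigr],\qquad \beta=\langle\xi,(\mu-H)\Pi\xi\rangle\in\mathbb R .
\]
Here $\Pi\xi=|{-z}\rangle\otimes\sigma_z\chi$, and \eqref{eq:coh} gives $\langle z|a^\dagger a|{-z}\rangle=-|z|^2e^{-2|z|^2}$ and $\langle z|(a+a^\dagger)|{-z}\rangle=(\bar z-z)e^{-2|z|^2}$. Therefore
\[
\beta=e^{-2|z|^2}\Bigl[(\mu-g^2+|z|^2)\langle\chi,\sigma_z\chi\rangle-\Delta-g(\bar z-z)\langle\chi,\sigma_x\sigma_z\chi\rangle\Bigr],
\]
and $|\beta|\le e^{-2|z|^2}\bigl(|\mu-g^2|+\Delta+|z|^2+2g|z|\bigr)$. For radial functions $d^2z/\pi$ becomes $ds$ with $s=|z|^2$. We have $\int_0^\infty e^{-2s}ds=\frac12$, $\int_0^\infty se^{-2s}ds=\frac14$ and, by the Cauchy--Schwarz inequality, $\int_0^\infty\sqrt s\,e^{-2s}ds\le(\frac12\cdot\frac14)^{1/2}=\frac1{2\sqrt2}$. Hence $\int|\beta|\,d^2z/\pi\le\eta(\mu)$ for each $j$. Since $(\alpha+\sigma\beta)_+\ge\alpha_+-|\beta|$, integrating and summing over the two values of $j$ gives $R_\sigma(\mu)\ge\frac12\Phi(\mu)-\frac12\cdot2\eta(\mu)$. The upper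 bound follows from $R_\sigma=R-R_{-\sigma}$, Lemma~\ref{lem:BL}, and the lower bound for $-\sigma$.
\end{proof}

\section{The window above the saddle}\label{sec:window}

In this section and the next,
\begin{equation}\label{eq:standing}
c=g^2/\Delta\ge1,\qquad 1\le w\le\Delta/8,\qquad \mu=\mu_s+w ,
\end{equation}
and $\tau$ is the tent \eqref{eq:tent}. Its support is $[\mu_s,\mu_s+2w]$, which lies in $[0,\infty)$ because $c\ge1$. By \eqref{eq:tent},
\[
\delta^2\Phi:=\Phi(\mu+w)-2\Phi(\mu)+\Phi(\mu-w)=\int\sum_j\tau\bigl(E_j(z)\bigr)\frac{d^2z}\pi .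
\]
We need the main term $\delta^2\Phi$ from below, as in Example~\ref{ex:saddle}, and the loss $\Phi(\mu+1)-\Phi(\mu)$ from above, as in Example~\ref{ex:osc}.

\begin{lemma}\label{lem:saddle}
Under \eqref{eq:standing},
\[
\delta^2\Phi\ \ge\ \frac{w^2}{2\pi\sqrt c}\log\frac\Delta{8w}\qquad\text{and}\qquad \Phi(\mu+1)-\Phi(\mu)\ \le\ 2(g^2+w+1).
\]
\end{lemma}

\begin{proof}
\emph{Main term.} By \eqref{eq:F}, $F(u)\le2cu^2$ for all $u$. If $4cu^2\le3\Delta$, the square root in \eqref{eq:F} is at most $2\Delta$, so $F(u)\ge(\frac{4c}3-1)u^2\ge\frac c3u^2$, where $c\ge1$ is used again. We discard the branch $E_+$ and keep only points with $4cu^2\le3\Delta$ and $s:=v^2-F(u)>0$. For fixed $u$ the two half-lines $v=\pm\sqrt{s+F(u)}$ each contribute $dv=ds/(2\sqrt{s+F(u)})$, so that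
\[
\delta^2\Phi\ \ge\ \frac1\pi\int_0^{2w}\tau(\mu_s+s)\biggl[\int_{U_s}\frac{du}{\sqrt{s+F(u)}}\biggr]ds,\qquad U_s=\Bigl\{\sqrt{3s/c}\le|u|\le\sqrt{3\Delta/(4c)}\Bigr\}.
\]
The endpoints of $U_s$ are in the right order because $s\le2w\le\Delta/4$. The inner cutoff is chosen so that $F$ dominates $s$: on $U_s$ we have $s\le\frac c3u^2\le F(u)$, hence $s+F\le2F\le4cu^2$. The bracket is therefore at least
\[
2\int_{\sqrt{3s/c}}^{\sqrt{3\Delta/(4c)}}\frac{du}{2\sqrt c\,u}=\frac1{2\sqrt c}\log\frac\Delta{4s}\ \ge\ \frac1{2\sqrt c}\log\frac\Delta{8w},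
\]
and $\int_0^{2w}\tau(\mu_s+s)\,ds=w^2$.

\emph{Loss.} The function $(\mu+1-E)_+-(\mu-E)_+$ is at most $1$ and vanishes for $E\ge\mu+1$, so $\Phi(\mu+1)-\Phi(\mu)\le\frac1\pi\sum_j|\{E_j<\mu+1\}|$. The upper branch does not contribute: $E_+\ge g^2+\Delta>g^2-\Delta+w+1=\mu+1$, since $2\Delta\ge16w>w+1$. For the lower branch, $\sqrt{\Delta^2+4g^2u^2}\le\Delta+2g|u|$ gives $E_-\ge(|u|-g)^2+v^2-\Delta$. Thus $\{E_-<\mu+1\}$ lies in the union of the two discs centered at $\pm g$ of squared radius $\mu+1+\Delta=g^2+w+1$.
\end{proof}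

It remains to convert a lower bound on $\sum\tau(x_k)$ into a crowded interval. If no unit interval holds more than $M$ points, the sum is at most $M$ times an upper Riemann sum of $\tau$.

\begin{lemma}\label{lem:pigeon}
Let $X\subset\mathbb R$ be a multiset with at most $M$ points in each interval $[n,n+1)$, $n\ge0$. Then $\sum_{x\in X}\tau(x)\le M(w^2+3w)$.
\end{lemma}

\begin{proof}
Negative points contribute nothing, so the sum is at most $M\sum_{n\ge0}\max_{[n,n+1]}\tau$. Let $m=\lfloor\mu\rfloor$. The terms $n=m-1,m,m+1$ contribute at most $3w$. For $n\le m-2$ the maximum is $\tau(n+1)\le\int_{n+1}^{n+2}\tau$, because $\tau$ is non-decreasing on $(-\infty,m]$. For $n\ge m+2$ it is $\tau(n)\le\int_{n-1}^n\tau$, because $\tau$ is non-increasing on $[m+1,\infty)$. The intervals of integration do not overlap, so these terms sum to at most $\int\tau=w^2$.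
\end{proof}

\section{Proofs of Theorems~\ref{thm:counter} and~\ref{thm:unbounded}}\label{sec:disproof}

To contradict (G1) one parity suffices, and we need not know which. We therefore count both parities together with Lemma~\ref{lem:BL}, which has smaller losses than Lemma~\ref{lem:parity}.

\begin{proof}[Proof of Theorem~\ref{thm:counter}]
Here $\Delta=g^2=e^{80}$ and $c=1$. Take $w=3g$; then \eqref{eq:standing} holds. By \eqref{eq:tent}, Lemma~\ref{lem:BL} (the lower bound at $\mu\pm w$, the upper bound at $\mu$) and Lemma~\ref{lem:saddle},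
\begin{align*}
\sum_{\sigma,k}\tau(x_k^\sigma)&=R(\mu+w)-2R(\mu)+R(\mu-w)\ \ge\ \Phi(\mu+w)-2\Phi(\mu+1)+\Phi(\mu-w)\\
&=\delta^2\Phi-2\bigl(\Phi(\mu+1)-\Phi(\mu)\bigr)\ \ge\ \frac{w^2}{2\pi}\log\frac\Delta{8w}-4(g^2+w+1).
\end{align*}
Now $\log\frac\Delta{8w}=40-\log24>36.8$ and $36.8/(2\pi)>5.85$, while $4g^2=\frac49w^2<0.45\,w^2$. The sum exceeds $5.4\,w^2-4w-4$. If every $[n,n+1)$, $n\ge0$, contained at most four eigenvalues of $H$, Lemma~\ref{lem:pigeon} would bound the sum by $4w^2+12w$, forcing $1.4\,w^2<16w+4$, which is false for $w=3e^{40}$. So some interval contains at least five eigenvalues, and at least three of them have the same parity.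
\end{proof}

Since $\mu_s=0$ here and $\tau$ vanishes on $[2w,\infty)$, the crowded interval can be found with $0\le n<6e^{40}$; the argument does not locate it more precisely.

\begin{proof}[Proof of Theorem~\ref{thm:unbounded}]
Take $w=g$. The hypotheses give $c\ge1$, $8g\le\Delta$ and $g\ge8$, so \eqref{eq:standing} holds. By \eqref{eq:tent} and Lemma~\ref{lem:parity},
\begin{align*}
\sum_k\tau(x_k^\sigma)&=R_\sigma(\mu+w)-2R_\sigma(\mu)+R_\sigma(\mu-w)\\
&\ge\tfrac12\Phi(\mu+w)-2\Phi(\mu+1)+\Phi(\mu)+\tfrac12\Phi(\mu-w)-\Sigma\\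
&=\tfrac12\delta^2\Phi-2\bigl(\Phi(\mu+1)-\Phi(\mu)\bigr)-\Sigma ,
\end{align*}
with $\Sigma=\eta(\mu+w)+2\eta(\mu)+\eta(\mu-w)$. The arguments of $\eta$ have the form $\mu'=g^2-\Delta+s$ with $0\le s\le2w\le\Delta/4$, so $|\mu'-g^2|\le\Delta$ and $\Sigma\le4\Delta+1+2\sqrt2\,g$. Using Lemma~\ref{lem:saddle} and $\Delta\le g^2$,
\[
\sum_k\tau(x_k^\sigma)\ \ge\ \frac{g^2}{4\pi\sqrt c}\log\frac\Delta{8g}-\Bigl(8g^2+(4+2\sqrt2)g+5\Bigr)\ \ge\ \frac{g^2}{4\pi\sqrt c}\log\frac\Delta{8g}-8(g^2+3g),
\]
the last step because $(20-2\sqrt2)g\ge5$. By Lemma~\ref{lem:pigeon} the left side is at most $M_\sigma\,(g^2+3g)$. Divide by $g^2+3g$ and note that $g^2/\bigl(\sqrt c\,(g^2+3g)\bigr)=\sqrt\Delta/(g+3)$, as $g/\sqrt c=\sqrt\Delta$. This is the stated bound. Along $g^2=c\Delta$ the hypotheses hold for $\Delta\ge64c$, and since $\Delta/(8g)=\sqrt{\Delta/(64c)}$ the bound equals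
\[
\frac g{g+3}\cdot\frac1{8\pi\sqrt c}\log\frac\Delta{64c}-8 . \qedhere
\]
\end{proof}

\begin{remark}
The two inequalities on $g^2$ delimit the mechanism. For $g^2<\Delta$ the saddle, if there is one, lies at negative energy, where eigenvalues are not counted. The condition $8g\le\Delta$ makes the shortest window that the method resolves fit into the range of energies in which the logarithm is visible. Resolving the parity halves the main term, keeps the loss and adds $\Sigma$; for this reason the bound of Theorem~\ref{thm:unbounded} is still negative at the parameters of Theorem~\ref{thm:counter}.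
\end{remark}

\section{Where the conjecture holds}\label{sec:positive}

Fix $\sigma$ and write $x_k=x_k^\sigma$, $\nu=\nu_\sigma$ and $d_k=x_k-k$. The pattern (G1)--(G3) is what one sees when each $x_k$ can only choose between the two intervals adjacent to $k$.

\begin{lemma}\label{lem:pattern}
If $|d_k|<1$ for all $k\ge k_0$, then \textup{(G1)--(G3)} hold for all $n\ge k_0+1$. If $k_0=0$, they hold for all $n\ge0$.
\end{lemma}

\begin{proof}
Let $n$ be in the stated range. For $k<k_0$ we have $x_k\le x_{k_0}<k_0+1\le n$, so $x_k\notin[n,n+1)$. For $k\ge k_0$, the conditions $x_k\in[n,n+1)$ and $k-1<x_k<k+1$ give $n-1<k<n+2$, that is, $k\in\{n,n+1\}$. Moreover $x_n\in[n,n+1)$ if and only if $d_n\ge0$, and $x_{n+1}\in[n,n+1)$ if and only if $d_{n+1}<0$. Hence $\nu(n)=\mathbf 1[d_n\ge0]+\mathbf 1[d_{n+1}<0]\le2$. The eigenvalue $x_{n+1}$ is counted in exactly one of $\nu(n)$ and $\nu(n+1)$; so they are neither both $2$, which needs $d_{n+1}<0$ and $d_{n+1}\ge0$, nor both $0$.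
\end{proof}

\subsection{Small $\Delta$}

Recall the min--max principle in the form we need: if two self-adjoint operators, bounded below with discrete spectrum, differ by a bounded operator $T$, their $k$-th eigenvalues differ by at most $\|T\|$. It gives $|d_k|\le\Delta$, which settles $\Delta<1$. The endpoint $\Delta=1$ requires strict inequality.

\begin{lemma}\label{lem:strict}
For all $g,\Delta>0$ and $k\ge0$, $\ |d_k|<\Delta$.
\end{lemma}

\begin{proof}
First, no $e_k$ is an eigenvector of $J$. If $Je_k=\pm e_k$, then $J(a+a^\dagger)J=-(a+a^\dagger)$ gives $\langle e_k,(a+a^\dagger)e_k\rangle=0$. But $a+a^\dagger=b+b^\dagger-2g$ and $be_k=\sqrt k\,e_{k-1}\perp e_k$, so this expectation is $-2g\ne0$.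

Let $f_0,f_1,\dots$ be the eigenvectors of $H_\sigma$. By dimension count there is a unit vector $\psi\in\operatorname{span}\{e_0,\dots,e_k\}$ orthogonal to $f_0,\dots,f_{k-1}$. Then $x_k\le\langle\psi,A\psi\rangle+\Delta\langle\psi,\sigma J\psi\rangle\le k+\Delta$. Equality requires $\langle\psi,A\psi\rangle=k$, so that $\psi$ is a multiple of $e_k$, and $\langle\psi,\sigma J\psi\rangle=1$, so that $\sigma J\psi=\psi$; this is excluded. Likewise there is a unit vector $\psi\in\operatorname{span}\{f_0,\dots,f_k\}$ orthogonal to $e_0,\dots,e_{k-1}$. Then $x_k\ge\langle\psi,A\psi\rangle+\Delta\langle\psi,\sigma J\psi\rangle\ge k-\Delta$, and equality requires that $\psi$ be a multiple of $e_k$ with $\sigma J\psi=-\psi$, which is excluded as well.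
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:small}]
For $\Delta\le1$, Lemma~\ref{lem:strict} gives $|d_k|<1$ for all $k$; apply Lemma~\ref{lem:pattern} with $k_0=0$.
\end{proof}

Lemma~\ref{lem:strict} also shows that crowding needs large $\Delta$: if $x_k\in[n,n+1)$ then $n-\Delta<k<n+1+\Delta$, so $M_\sigma<2\Delta+2$ for every $g$.

\subsection{Large $n$}

By Lemma~\ref{lem:pattern}, Theorem~\ref{thm:large} follows (take the larger $n_0$ of the two parities) from the next statement.

\begin{proposition}\label{prop:asym}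
For all $g,\Delta>0$, $\ d_k\to0$ as $k\to\infty$.
\end{proposition}

This would be immediate if the perturbation $V=\sigma\Delta J$ were compact. It is not: $\|Ve_k\|=\Delta$ for every $k$. What is true is that the entries $V_{jk}=\langle e_j,Ve_k\rangle$ tend to zero along each diagonal, so that for large $k$ the perturbation couples $e_k$ mainly to levels of $A$ that are far away. A first-order canonical transformation removes these couplings. One solves $AS-SA=-(V-V_d)$, with $V_d$ the diagonal part of $V$, and conjugates by $e^S$. The division by energy differences makes $S$ compact, and all higher-order terms are then compact too.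

\begin{proof}
\emph{Step 1: decay along diagonals.} Reflection reverses translations, $JD(-g)=D(g)J$, so
\[
V_{jk}=\sigma\Delta\,\langle j|D(g)JD(-g)|k\rangle=\sigma\Delta(-1)^k\langle j|D(2g)|k\rangle .
\]
These numbers are real, the Hermite functions being real, and $V_{jk}=V_{kj}$ since $V=V^*$. From the normal-ordered form $D(\beta)=e^{-\beta^2/2}e^{\beta a^\dagger}e^{-\beta a}$, passing through the intermediate states $|k-m\rangle$, we get for $l\ge0$
\[
\langle k+l|D(\beta)|k\rangle=e^{-\beta^2/2}\sum_{m=0}^k\frac{\beta^{l+m}(-\beta)^m\sqrt{(k+l)!\,k!}}{(l+m)!\,m!\,(k-m)!}=\sqrt{\frac{k!}{(k+l)!}}\;\beta^le^{-\beta^2/2}L_k^{(l)}(\beta^2),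
\]
where $L_k^{(l)}(y)=\sum_{m=0}^k\binom{k+l}{k-m}\frac{(-y)^m}{m!}$ is the Laguerre polynomial. Fej\'er's asymptotic formula \cite[Thm 8.22.1]{Szego} gives $L_k^{(l)}(y)=O(k^{l/2-1/4})$ as $k\to\infty$ for fixed $l$ and fixed $y>0$. Since $k!/(k+l)!\le k^{-l}$, we obtain $V_{k+l,k}=V_{k,k+l}=O(k^{-1/4})$ for each fixed $l\ge0$. In particular $V_d=\operatorname{diag}(V_{kk})$ is compact. (Here $g>0$ is essential: for $g=0$ and $\Delta<\frac12$ one has $d_k=V_{kk}=\sigma\Delta(-1)^k$.)

\emph{Step 2: the generator is compact.} Let $S_{jk}=V_{jk}/(k-j)$ for $j\ne k$ and $S_{jj}=0$. Split $S=S^{\le L}+S^{>L}$ according to $|j-k|\le L$ or $>L$. The matrix $S^{\le L}$ is a sum of finitely many diagonals with entries tending to $0$; each is a shift times a compact diagonal operator, so $S^{\le L}$ is compact. To bound $S^{>L}$, let $f\in L^2(\mathbb R/2\pi\mathbb Z)$ have Fourier coefficients $\hat f(l)=\int f(\theta)e^{-il\theta}\frac{d\theta}{2\pi}$ equal to $-1/l$ for $|l|>L$ and to $0$ otherwise, so that $S^{>L}_{jk}=\hat f(j-k)V_{jk}$.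 With the unitaries $W_\theta e_k=e^{ik\theta}e_k$ we have, for finite combinations $\phi,\psi$ of the $e_k$,
\[
\langle\phi,S^{>L}\psi\rangle=\sum_{j,k}\bar\phi_j\,\hat f(j-k)V_{jk}\,\psi_k=\int f(\theta)\,\langle W_\theta\phi,VW_\theta\psi\rangle\,\frac{d\theta}{2\pi}.
\]
Hence $\|S^{>L}\|\le\Delta\|f\|_{L^1}\le\Delta\|f\|_{L^2}=\Delta\bigl(2\sum_{l>L}l^{-2}\bigr)^{1/2}$, with norms taken for $d\theta/2\pi$, and this tends to $0$ as $L\to\infty$. So $S$ is a norm limit of compact operators. It is real and antisymmetric, so $S^*=-S$ and $e^{tS}$ is unitary.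

\emph{Step 3: conjugation.} Let $B=-(V-V_d)$, a bounded operator. For $j\ne k$ we have $jS_{jk}=kS_{jk}-V_{jk}$, that is, $jS_{jk}=kS_{jk}+B_{jk}$ for all $j,k$. The right side is square summable in $j$, so $Se_k\in\operatorname{dom}A$ and $AS\psi=SA\psi+B\psi$ for finite combinations $\psi$ of the $e_k$. These form a core of the closed operator $A$, so $S$ maps $\operatorname{dom}A$ into itself and the identity holds on $\operatorname{dom}A$. It shows that $\|AS\psi\|\le\|S\|\,\|A\psi\|+\|B\|\,\|\psi\|$, so $S$ is bounded in the graph norm of $A$. The series for $e^{tS}\psi$, $\psi\in\operatorname{dom}A$, then converges and is differentiable in that norm, and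
\[
\frac d{dt}\,e^{-tS}Ae^{tS}\psi=e^{-tS}(AS-SA)e^{tS}\psi=e^{-tS}Be^{tS}\psi .
\]
Integrating over $[0,1]$ and using $B+V=V_d$,
\[
e^{-S}H_\sigma e^S=A+K,\qquad K=V_d+\int_0^1\bigl(e^{-tS}Be^{tS}-B\bigr)dt+\bigl(e^{-S}Ve^S-V\bigr)
\]
on $\operatorname{dom}A$. For bounded $T$, the operator $e^{-tS}Te^{tS}-T=(e^{-tS}-1)Te^{tS}+T(e^{tS}-1)$ is compact, because $e^{\pm tS}-1$ is, and it is norm continuous in $t$. So $K$ is compact; it is self-adjoint, as each of its terms is.

\emph{Step 4: compact perturbations of $A$.} The $x_k$ are the eigenvalues of $A+K$. Let $Q_m$ be the projection onto $\operatorname{span}\{e_0,\dots,e_{m-1}\}$. Since $K$ is compact and $Q_m\to1$ strongly, $K-Q_mKQ_m=(1-Q_m)K+Q_mK(1-Q_m)\to0$ in norm. Given $\varepsilon>0$, fix $m$ with $\|K-Q_mKQ_m\|<\varepsilon$. The operator $A+Q_mKQ_m$ has $m$ eigenvalues from the block $\operatorname{Ran}Q_m$, all at most $m-1+\|K\|$, together with $m,m+1,\dots$. For an integer $k\ge m+\|K\|$, exactly $m+(k-m)=k$ of these eigenvalues are smaller than $k$, so the $k$-th one,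 counted from $0$, equals $k$. By the min--max principle $|x_k-k|\le\varepsilon$ for all such $k$.
\end{proof}

\begin{thebibliography}{9}

\bibitem{BNRW}
Daniel Braak, Linh Thi Hoai Nguyen, Cid Reyes-Bustos and Masato Wakayama,
\emph{Spacing distribution for quantum Rabi models},
arXiv:2310.09811 (2023).

\bibitem{Szego}
Szeg\H{o}, \emph{Orthogonal Polynomials}.

\end{thebibliography}
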